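# Extreme rays of the holographic entropy cone as coarse-grained extreme rays of the subadditivity cone

## 1. Stars with an even number of unit legs

We assign a number $S_{\mathscr I}$ ("entropy") to every nonempty group $\mathscr I$ of $N$ parties. Two convex cones of such vectors will be compared. The larger one, the subadditivity cone, is given by explicit linear inequalities. The smaller one, the holographic entropy cone, consists of the minimum-cut vectors of weighted graphs. We ask whether every extreme ray of the smaller cone arises from an extreme ray of the larger cone, possibly for more parties, by lumping parties together. We start with a family of graphs for which the ray is already extreme in the larger cone, and where this can be checked in a few lines.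

**Definition (pure functions).** Fix $N\ge 1$ and let $[N]=\{1,\dots,N\}$. An $N$-party entropy vector is $\vec S=(S_{\mathscr I})_{\varnothing\ne \mathscr I\subseteq [N]}\in\mathbb R^{2^N-1}$. Add one more label $N+1$, the purifier, and extend by
$$S_{J}:=S_{[N+1]\setminus J}\ \text{ if } N+1\in J,\qquad S_\varnothing=S_{[N+1]}=0 .$$
With $X=[N+1]$, an entropy vector is therefore the same thing as a function $S:2^X\to\mathbb R$ with $S_\varnothing=0$ and $S_J=S_{X\setminus J}$ for all $J$. We call this a *pure function* and pass freely between the two descriptions.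

We write $JK=J\cup K$ and $J\ell=J\cup\{\ell\}$, we write $S_\ell$ for $S_{\{\ell\}}$ and $J\setminus \ell$ for $J\setminus\{\ell\}$, and for disjoint $J,K$ we set
$$I(J:K)=S_J+S_K-S_{JK}.$$

**Definition (subadditivity cone).** The $N$-party subadditivity cone, SAC or SAC$_N$, is the set of pure functions on $[N+1]$ with $I(J:K)\ge 0$ for all disjoint $J,K\subset[N+1]$.

Instances involving the purifier are included. Since $I(J:X\setminus J)=2S_J$, all entries of a vector in the SAC are nonnegative. Hence the SAC contains no line, that is, it is pointed.

**Definition (rays).** A ray is a set $\{\lambda\vec v:\lambda>0\}$ with $\vec v\neq0$. In a pointed polyhedral cone $K$, a vector $0\ne T\in K$ spans an extreme ray if $T=Q+Q'$ with $Q,Q'\in K$ forces $Q$ and $Q'$ to be nonnegative multiples of $T$.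

*Example ($N=2$).* Write vectors as $(S_1,S_2;S_{12})$, and note $S_3=S_{12}$. The SAC is given by the three triangle inequalities among $S_1,S_2,S_3$ (they imply nonnegativity). Put $a=\frac12(S_1+S_2-S_3)$, $b=\frac12(S_1+S_3-S_2)$, $c=\frac12(S_2+S_3-S_1)$. These are free nonnegative parameters, and
$$(S_1,S_2;S_{12})=a(1,1;0)+b(1,0;1)+c(0,1;1).$$
So SAC$_2$ has exactly three extreme rays. They are called Bell pairs: each pairs two of the three labels $1,2,3$.

For a pure function $S$ and $\ell\notin J$ define the step $\Delta_\ell S(J)=S_{J\ell}-S_J$. Purity gives $S_{X\setminus J\ell}=S_{J\ell}$ and $S_{X\setminus J}=S_J$, hence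
$$I(\ell:J)=S_\ell-\Delta_\ell S(J),\qquad I(\ell:X\setminus J\ell)=S_\ell+\Delta_\ell S(J). \tag{1}$$
Consequently $|\Delta_\ell S(J)|\le S_\ell$ in the SAC. The step is $+S_\ell$ or $-S_\ell$ exactly when the first or the second of these subadditivities is saturated (holds with equality).

**Proposition 1 (even stars).** Let $m=N+1$ be even. The function $T_J=\min(|J|,\,m-|J|)$ spans an extreme ray of the $N$-party SAC.

For $m=4$ this is $(T_1,T_2,T_3;T_{12},T_{13},T_{23};T_{123})=(1,1,1;2,2,2;1)$.

*Proof.* **Step 1: $T$ lies in the SAC.** Purity is clear. For disjoint $J,K$ with sizes $a,b$, the sum $T_J+T_K$ is one of $a+b$, $a+(m-b)$, $(m-a)+b$, $2m-a-b$. The first is at least $\min(a+b,m-a-b)=T_{JK}$, and each of the other three is at least $m-a-b\ge T_{JK}$.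

**Step 2: every step is pinned.** Since $m$ is even, $\Delta_\ell T(J)=+1$ if $|J|<m/2$ and $-1$ if $|J|\ge m/2$. Let $T=Q+Q'$ with $Q,Q'\in$ SAC. An inequality saturated by $T$ is saturated by $Q$, because its two nonnegative contributions sum to zero. By (1), $\Delta_\ell Q(J)=Q_\ell$ if $|J|<m/2$ and $\Delta_\ell Q(J)=-Q_\ell$ if $|J|\ge m/2$.

**Step 3: all $Q_\ell$ agree.** Take $\ell\ne\ell'$ and a set $J$ with $|J|=m/2-1$ avoiding both; this is possible because $m-2\ge m/2-1$. Compute $Q_{J\ell\ell'}-Q_J$ by adding $\ell$ first or $\ell'$ first:
$$Q_\ell-Q_{\ell'}=Q_{\ell'}-Q_\ell .$$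
So $Q_\ell=Q_{\ell'}$. Let $q$ be the common value.

**Step 4: conclusion.** Now $\Delta_\ell Q(J)=q\,\Delta_\ell T(J)$ for all $\ell,J$, and $Q_\varnothing=T_\varnothing=0$. Building up any set one element at a time gives $Q=qT$, with $q=Q_\ell\ge0$. The same holds for $Q'$. $\square$

Two things were used. Each step of $T$ is $\pm T_\ell$, so for each pair $(\ell,J)$ some inequality is saturated. And there are places where the sign turns, which tie the numbers $Q_\ell$ to each other. We now ask what survives for a general graph, where steps may take any value between $-S_\ell$ and $S_\ell$.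

## 2. Graph models, coarse-graining, and the two theorems

**Definition (graph model).** A graph model for $N$ parties is a finite undirected graph with nonnegative edge weights and a set of boundary vertices, each labelled by an element of $[N+1]$. The other vertices are called bulk vertices. For a vertex set $W$, let $w(\partial W)$ be the total weight of the edges with exactly one endpoint in $W$. The entropy vector of the model has $S_{\mathscr I}$ equal to the minimum of $w(\partial W)$ over the sets $W$ that contain all boundary vertices with labels in $\mathscr I$ and none with label in $[N+1]\setminus\mathscr I$. A ray is realized by a graph model if it contains an entropy vector of some graph model.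

*Example (star).* Let a center $c$ be joined by unit edges to boundary vertices $1,\dots,m$, with $m=N+1$. If $c\notin W$ the cut for $J$ costs $|J|$; if $c\in W$ it costs $m-|J|$. So $S_J=\min(|J|,m-|J|)$, the function of Proposition 1. A single unit edge between boundary vertices $i,j$ (all other boundary vertices isolated) gives the Bell pair of $i$ and $j$.

Three normalizations do not change any entropy: identify all boundary vertices with the same label (admissible sets $W$ contain all or none of them anyway), add an isolated boundary vertex for each missing label, and delete loops. *From now on each label is carried by exactly one boundary vertex, and there are no loops.* Then $S_J=\min w(\partial W)$, over sets $W$ containing exactly the boundary vertices with label in $J$, holds for every $J\subseteq[N+1]$: replacing $W$ by its complement shows that the right side is a pure function.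

Min-cut functions satisfy strong subadditivity (SSA): for all $J,K$,
$$S_J+S_K\ge S_{J\cup K}+S_{J\cap K}. \tag{2}$$
To see this, take minimal cuts $W$ for $J$ and $W'$ for $K$. Then $W\cup W'$ and $W\cap W'$ are admissible for $J\cup K$ and $J\cap K$. Counting edge by edge, $w(\partial W)+w(\partial W')-w(\partial(W\cup W'))-w(\partial(W\cap W'))$ equals twice the weight of the edges between $W\setminus W'$ and $W'\setminus W$; every other kind of edge is counted equally often on both sides. With $J\cap K=\varnothing$, (2) is subadditivity.

**Definition (holographic entropy cone).** The $N$-party holographic entropy cone, HEC or HEC$_N$, is the set of all entropy vectors of $N$-party graph models. We use as known that it is a polyhedral cone. By (2) it is contained in the SAC, so it is pointed.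

**Definition (coarse-graining).** Let $N'\ge N$. A coarse-graining of $N'$ parties into $N$ blocks is a partition of $[N'+1]$ into $N+1$ nonempty blocks $B_1,\dots,B_{N+1}$, where $B_{N+1}$ plays the role of the new purifier. The associated linear map $\Lambda=\Lambda_{N'\to N}$ sends $\vec S'$ to $\vec S$ with $S_{\mathscr J}=S'_{\bigcup_{j\in\mathscr J}B_j}$.

It keeps exactly the components that do not separate parties of the same block. If $\vec S'$ is realized by a graph, then so is $\Lambda\vec S'$: relabel each boundary vertex by the index of its block. Hence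
$$\Lambda(\mathrm{HEC}_{N'})\subseteq\mathrm{HEC}_N. \tag{3}$$

*Example.* With $B_1=\{1\}$, $B_2=\{2,3\}$, $B_3=\{4\}$, the four-leg star vector $(1,1,1;2,2,2;1)$ goes to $(S_1,S_{23};S_{123})=(1,2;1)$. By the $N=2$ formula, $(1,2;1)=(1,1;0)+(0,1;1)$. So a coarse-graining of an extreme ray need not be extreme.

**Theorem 1.** For every extreme ray $\vec R_N$ of the $N$-party HEC there are $N'\ge N$, an extreme ray $\vec R'$ of the $N'$-party SAC realized by a graph model, and a coarse-graining with
$$\Lambda_{N'\to N}\vec R'=\vec R_N.$$
If $\vec R_N$ contains a vector $\vec S$ realized by a graph with even integer weights (it always does), one may take $N'+1=\sum_{i\in[N+1]}\max(S_i,1)$.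

The first sentence is the conjecture stated by Temple He, Veronika E. Hubeny and Massimiliano Rota in "A gap between holographic and quantum mechanical extreme rays of the subadditivity cone", arXiv:2307.10137 (2023). Quoted facts: it holds for $N\le5$; for $N=3,4$ one can take $N'=N$, while for $N=5$ one needs $N'=8$.

**Definition (decomposable).** For $0\ne\vec S\in\mathrm{HEC}_N$ let $\mathrm{supp}=\{i\in[N+1]:S_i>0\}$. Call $\vec S$ decomposable if $S_P=0$ for some $\varnothing\ne P\subsetneq\mathrm{supp}$. This depends only on the ray of $\vec S$.

*Examples.* For two disjoint Bell pairs, joining $1,2$ and $3,4$ ($N=3$), we have $\mathrm{supp}=\{1,2,3,4\}$ and $S_{12}=0$: decomposable. The vector $(1,2;1)$ has $S_1=1,S_2=2,S_3=1$, and by purity every two-element set has the entropy of the remaining label, which is positive: indecomposable.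

**Theorem 2.** A ray of HEC$_N$ is a coarse-graining of a graph-realizable extreme ray of some SAC$_{N'}$ if and only if it contains a rational vector and is indecomposable.

*Example.* The vector $(1,1;0)+\sqrt2\,(0,1;1)=(1,1+\sqrt2;\sqrt2)$ lies in HEC$_2$ (use a path with edge weights $1$ and $\sqrt 2$ through boundary vertices $1,2,3$) and is indecomposable. But $S_3/S_1=\sqrt2$, so its ray contains no rational vector, and it is excluded.

**Corollary 3.** HEC$_N$ is exactly the convex cone generated by all coarse-grainings of graph-realizable SAC extreme rays.

We will use three textbook facts about polyhedra. (P1) A cone $\{x:Ax\ge0\}$ with $A$ rational consists of the nonnegative combinations of finitely many rational vectors in it (Minkowski–Weyl). (P2) A pointed polyhedral cone is generated by its extreme rays, and if it is defined by rational inequalities, each extreme ray contains a rational vector. (P3) A nonempty polyhedron defined by rational linear inequalities contains a rational point.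

## 3. Heavy legs and odd stars: how saturation is lost

The first thing to try is to keep the parties as they are and repeat the proof of Proposition 1 for a vector on an extreme ray of HEC$_N$. By the quoted fact for $N=5$ this cannot always work with $N'=N$. A small star shows how the mechanism weakens. Let $m=5$ with leg weights $2,1,1,1,1$, so that $S_J=\min(w(J),6-w(J))$, where $w(J)$ is the total leg weight of $J$. For $\ell=1$ and $J=\{2,3\}$ we get $S_J=2$ and $S_{J1}=2$, so $\Delta_1S(J)=0$ while $S_1=2$. By (1), both $I(1:23)$ and $I(1:45)$ equal $2$, and Step 2 of the proof has nothing to say about this pair. A party of weight $2$ has too much room between $-2$ and $2$.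

This suggests the second attempt: make the weights integers and cut each party into legs of weight $1$, each its own party. Then every step is an integer in $\{-1,0,1\}$. The attempt stops at the value $0$. Take the star with three unit legs, $S=(1,1;1)$. Here $\Delta_1S(\{2\})=0$, and $I(1:2)=I(1:3)=1$: again neither inequality in (1) is saturated. This is a real failure for that vector, since $(1,1;1)=\frac12\big[(1,1;0)+(1,0;1)+(0,1;1)\big]$ is not extreme.

So unit legs alone do not suffice; the value $0$ has to be excluded. In Proposition 1 it was excluded because $m$ was even, and this is a parity statement about the degree of the center. The plan is to arrange that *all* bulk vertices have even degree and all legs have weight $1$. Then the steps are odd integers of absolute value at most $1$. The sign turns will not always connect all parties to each other, as two disjoint Bell pairs already show. We therefore first study what a vector with all steps $\pm S_\ell\in\{0,\pm1\}$ looks like.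

## 4. Unit-step vectors and their classes

In this section $X=[N'+1]$. For a pure function $S$ and distinct $\ell,\ell'\notin J$ put
$$D_S(\ell,\ell';J)=S_{J\ell}+S_{J\ell'}-S_J-S_{J\ell\ell'}=\Delta_\ell S(J)-\Delta_\ell S(J\ell')=\Delta_{\ell'}S(J)-\Delta_{\ell'}S(J\ell).\tag{4}$$
It is nonzero exactly when adding $\ell'$ to $J$ changes the step of $\ell$, and it is linear in $S$.

**Definition (unit-step vectors and classes).** $S\in\mathrm{SAC}_{N'}$ is unit-step if for each $\ell\in X$ we have $S_\ell\in\{0,1\}$ and $\Delta_\ell S(J)\in\{S_\ell,-S_\ell\}$ for all $J\not\ni\ell$. Let $X_1=\{\ell:S_\ell=1\}$. For distinct $\ell,\ell'\in X_1$ write $\ell\sim\ell'$ if $D_S(\ell,\ell';J)\ne0$ for some $J$, called a witness. The classes of $S$ are the connected components of the graph on $X_1$ with edges $\ell\sim\ell'$. For a class $C$ let $S^{(C)}_J:=S_{J\cap C}$.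

*Example.* Even stars are unit-step. By Step 3 of Proposition 1 (at $|J|=m/2-1$ the step turns) any two legs are joined, so there is one class. For two disjoint Bell pairs, joining $1,2$ and $3,4$, we have $S_J=f(J\cap\{1,2\})+f(J\cap\{3,4\})$, where $f$ is $1$ on one-element sets and $0$ on $\varnothing$ and on two-element sets. This is unit-step. Here $D_S(1,2;\varnothing)=1+1-0-0=2$, while $D_S(1,3;J)=0$ always. The classes are $\{1,2\}$ and $\{3,4\}$.

**Lemma 4.** Let $S$ be unit-step.

(a) For every class $C$ and all $J$: $S_J=S_{J\cap C}+S_{J\setminus C}$, and $S_C=S_{X\setminus C}=0$. Moreover $S=\sum_CS^{(C)}$, and each $S^{(C)}$ is a nonzero pure function lying in the SAC.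

(b) Each $S^{(C)}$ spans an extreme ray of the SAC.

(c) If $S$ is the entropy vector of a graph, so is each $S^{(C)}$. More generally, so is $J\mapsto S_{J\cap U}$ for any union $U$ of classes.

*Proof of (a).* **Step 1: $D_S$ vanishes across $C$.** Let $\ell\in C$, $\ell'\notin C$. If $\ell'\in X_1$, then $D_S(\ell,\ell';J)=0$ for all $J$, by the definition of classes. If $S_{\ell'}=0$, then $\Delta_{\ell'}S\equiv0$ and the last expression in (4) vanishes.

**Step 2: splitting.** Let $A=\{a_1,\dots,a_m\}\subseteq C$ and $B=\{b_1,\dots,b_n\}\subseteq X\setminus C$. Write $f(i,j)=S_{\{a_1,\dots,a_i,b_1,\dots,b_j\}}$. With $J=\{a_1,\dots,a_{i-1},b_1,\dots,b_{j-1}\}$,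
$$D_S(a_i,b_j;J)=f(i,j-1)+f(i-1,j)-f(i-1,j-1)-f(i,j).$$
The sum over all $1\le i\le m$, $1\le j\le n$ telescopes to $f(m,0)+f(0,n)-f(0,0)-f(m,n)=S_A+S_B-S_{AB}=I(A:B)$. By Step 1 every summand is $0$, so $I(A:B)=0$. With $A=J\cap C$ and $B=J\setminus C$ this is the first claim. For $J=X$ it reads $0=S_X=S_C+S_{X\setminus C}$ with both terms $\ge0$, so both vanish.

**Step 3: the sum over classes.** Split off the classes one after another: $S_J=S_{J\cap C_1}+S_{J\setminus C_1}$, then apply the first claim to $J\setminus C_1$ and $C_2$, and so on. The result is $S_J=\sum_CS_{J\cap C}+S_{J\setminus X_1}$. The last term is $0$, since elements outside $X_1$ have zero steps.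

**Step 4: each $S^{(C)}$ is a pure function in the SAC.** For purity we need $S_{C\setminus J}=S_{C\cap J}$. Since $X\setminus(C\setminus J)=(C\cap J)\cup(X\setminus C)$, purity of $S$ and Step 2 give
$$S_{C\setminus J}=S_{(C\cap J)\cup(X\setminus C)}=S_{C\cap J}+S_{X\setminus C}=S_{C\cap J}.\tag{5}$$
Subadditivity of $S^{(C)}$ for $J,K$ is that of $S$ for $J\cap C,K\cap C$. Finally $S^{(C)}_\ell=1$ for $\ell\in C$, so $S^{(C)}\ne0$.

*Proof of (b).* This is the proof of Proposition 1 with $\sim$ in place of the explicit turning points. Write $T=S^{(C)}$.

**Step 1: $T$ is unit-step with the same $D$ on $C$.** For $\ell\in C$, $\Delta_\ell T(J)=\Delta_\ell S(J\cap C)\in\{\pm1\}$ and $T_\ell=1$; for $\ell\notin C$, $\Delta_\ell T\equiv0$ and $T_\ell=0$. If $\ell,\ell'\in C$, the summands $S^{(C')}$ with $C'\neq C$ do not change when $\ell,\ell'$ are added, so they contribute nothing to $D_S(\ell,\ell';J)$, and $D_T(\ell,\ell';J)=D_S(\ell,\ell';J)$.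

**Step 2: every step of a summand is pinned.** Let $T=Q+Q'$ with $Q,Q'\in$ SAC. Inequalities saturated by $T$ are saturated by $Q$. By (1), $\Delta_\ell T(J)=T_\ell$ implies $\Delta_\ell Q(J)=Q_\ell$, and $\Delta_\ell T(J)=-T_\ell$ implies $\Delta_\ell Q(J)=-Q_\ell$. For $\ell\notin C$ both premises hold for every $J$; hence $\Delta_\ell Q\equiv0$ and $Q_\ell=0$. For $\ell\in C$ put $\sigma_\ell(J)=\Delta_\ell T(J)\in\{\pm1\}$; then $\Delta_\ell Q(J)=\sigma_\ell(J)Q_\ell$.

**Step 3: $Q_\ell=Q_{\ell'}$ when $\ell\sim\ell'$.** Let $J$ be a witness. Computing $Q_{J\ell\ell'}-Q_J$ in two ways,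
$$\sigma_\ell(J)Q_\ell+\sigma_{\ell'}(J\ell)Q_{\ell'}=\sigma_{\ell'}(J)Q_{\ell'}+\sigma_\ell(J\ell')Q_\ell,$$
that is, $\big(\sigma_\ell(J)-\sigma_\ell(J\ell')\big)Q_\ell=\big(\sigma_{\ell'}(J)-\sigma_{\ell'}(J\ell)\big)Q_{\ell'}$. By (4) for $T$, both brackets equal $D_T(\ell,\ell';J)\ne0$. So $Q_\ell=Q_{\ell'}$.

**Step 4: conclusion.** Since $C$ is connected under $\sim$, $Q_\ell=q$ for all $\ell\in C$, with $q\ge0$. Hence $\Delta_\ell Q=q\,\Delta_\ell T$ for all $\ell\in X$, and $Q_\varnothing=T_\varnothing=0$ gives $Q=qT$. The same holds for $Q'$. As $T\ne0$, it spans an extreme ray.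

*Proof of (c).* In a graph for $S$, turn the boundary vertices with labels outside $U$ into bulk vertices, and add an isolated boundary vertex for each such label. In the new graph the old vertices with labels in $X\setminus U$ are free, so the new entropy of $J$ is
$$\min_{K\subseteq X\setminus U}S_{(J\cap U)\cup K}=\min_{K\subseteq X\setminus U}\big(S_{J\cap U}+S_K\big)=S_{J\cap U}.$$
The first equality follows from $S=\sum_CS^{(C)}$: classes inside $U$ see only $J\cap U$, and the others see only $K$. The second follows from $S_K\ge0=S_\varnothing$. $\square$

## 5. Parity of minimal cuts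

The next lemma produces unit-step vectors from graphs and excludes the value $0$ of Section 3.

**Lemma 5.** Let a graph have integer weights and one boundary vertex per label. Suppose every boundary vertex is either isolated or has exactly one incident edge, of weight $1$, and every bulk vertex has even total incident weight. Then its entropy vector is unit-step.

*Proof.* The vector lies in HEC $\subseteq$ SAC. Write $\deg v$ for the total weight of the edges at $v$.

**Step 1: cut weights have a fixed parity.** For any vertex set $W$,
$$\sum_{v\in W}\deg v=2\,w(\text{edges inside }W)+w(\partial W).$$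
Modulo $2$, bulk vertices contribute nothing on the left and non-isolated boundary vertices contribute $1$ each. So $w(\partial W)$ has the parity of the number of non-isolated boundary vertices in $W$. In particular $S_J\equiv\#\{\text{non-isolated labels in }J\}\pmod2$.

**Step 2: steps are bounded by the degree.** Let $\ell\notin J$. Adding the boundary vertex $\ell$ to a minimal cut for $J$ gives an admissible set for $J\ell$ and changes the cut weight by at most $\deg\ell$. Removing $\ell$ from a minimal cut for $J\ell$ does the same in the other direction. So $|\Delta_\ell S(J)|\le\deg\ell$.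

**Step 3: conclusion.** If $\ell$ is isolated, then $\Delta_\ell S\equiv0$ and $S_\ell=0$. Otherwise $\Delta_\ell S(J)$ is odd by Step 1 and at most $1$ in absolute value by Step 2, so it is $\pm1$; and $S_\ell=\Delta_\ell S(\varnothing)\ge0$ gives $S_\ell=1$. $\square$

In the three-leg star the hypothesis fails at the center, whose degree is $3$.

## 6. Splitting every party into unit leaves

Now we bring an arbitrary graph with even weights into the form of Lemma 5 without losing its entropy vector.

**Lemma 6.** Let $\vec S\in\mathrm{HEC}_N$ be realized by a graph with even integer weights. Put $N'+1=\sum_{i\in[N+1]}\max(S_i,1)$. There are a graph with $N'+1$ labels satisfying the hypotheses of Lemma 5 and a coarse-graining $\Lambda$ such that its entropy vector $S'$ satisfies $\Lambda S'=\vec S$.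

*Proof.* **Step 1: construction.** Let $t_i$ be the boundary vertex labelled $i\in[N+1]$. Each $S_i$ is a minimum of sums of even numbers, hence even. Make every $t_i$ a bulk vertex. If $S_i>0$, attach to $t_i$ exactly $S_i$ new boundary vertices, by edges of weight $1$. If $S_i=0$, add one isolated new boundary vertex. The $\max(S_i,1)$ new boundary vertices obtained from $i$ form the block $B_i\ne\varnothing$. Each gets its own label in $[N'+1]$, with label $N'+1$ used in $B_{N+1}$.

**Step 2: the hypotheses of Lemma 5.** Boundary vertices are isolated or unit leaves. An old bulk vertex has even degree because the weights are even; $t_i$ has its old even degree plus $S_i$, which is even.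

**Step 3: coarse-grained entropies.** Let $\mathscr J\subseteq[N+1]$. A cut for $\bigcup_{j\in\mathscr J}B_j$ has the leaves of $B_j$ inside exactly for $j\in\mathscr J$. Let $K$ be the set of $i$ with $t_i$ inside. The old edges then cost at least $S_K$, and this is attained; the $S_i$ leaf edges at $t_i$ are all cut if $i\in K\triangle\mathscr J$ and none is cut otherwise. Hence
$$S'_{\bigcup_{j\in\mathscr J}B_j}=\min_{K\subseteq[N+1]}\Big(S_K+\sum_{i\in K\triangle\mathscr J}S_i\Big)=S_{\mathscr J}.$$
For the last equality, pass from $K$ to $\mathscr J$ by adding or removing one element at a time. By $|\Delta_iS|\le S_i$, each move changes the entropy by at most $S_i$, so $S_{\mathscr J}\le S_K+\sum_{i\in K\triangle\mathscr J}S_i$, with equality at $K=\mathscr J$. $\square$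

*Example (the three-leg star repaired).* Double the weights: center $c$ joined to $t_1,t_2,t_3$ by edges of weight $2$, entropy vector $(2,2;2)$. Each $t_i$ receives two leaves, so $N'+1=6$. Let $J$ contain $n_i\in\{0,1,2\}$ leaves of $B_i$. If $c$ is outside the cut, then $t_i$ outside costs $n_i$, and $t_i$ inside costs $2+(2-n_i)=4-n_i\ge n_i$. The total is $|J|$. By complementation, $c$ inside costs $6-|J|$. So $S'_J=\min(|J|,6-|J|)$, the six-leg star, extreme by Proposition 1, and it coarse-grains to $(2,2;2)$. The ray of $(1,1;1)$ is not extreme, but it is a coarse-graining of an extreme ray, in accordance with Theorem 2.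

## 7. Rational weights, and the proof of Theorem 1

What remains is that every extreme ray of HEC$_N$ can be realized with even integer weights. For this, fix the minimal cuts and vary the weights.

Let a graph $(V,E)$ with weights $w$ realize a vector of HEC$_N$. Fix a minimal cut $W_{\mathscr I}$ for each $\varnothing\ne\mathscr I\subseteq[N]$, and set
$$M=\{u\in\mathbb R^E_{\ge0}:\ u(\partial W_{\mathscr I})\le u(\partial W)\ \ \forall\,\mathscr I,\ \forall\,W\text{ admissible for }\mathscr I\},\qquad L(u)=\big(u(\partial W_{\mathscr I})\big)_{\mathscr I},\tag{6}$$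
where $u(\partial W)$ is the $u$-weight of the cut. The constraints have coefficients in $\{0,\pm1\}$, so $M$ is a rational polyhedral cone, and $w\in M$. For every $u\in M$ the sets $W_{\mathscr I}$ are still minimal cuts, so $L(u)$ is the entropy vector of $(V,E,u)$. On $M$ the entropy vector is thus a linear function of the weights, with rational coefficients.

**Lemma 7.** Every extreme ray $\vec R_N$ of HEC$_N$ contains a vector realized by a graph with even integer weights.

*Proof.* Let $(V,E,w)$ realize a vector of $\vec R_N$. By (P1), $w=\sum_kc_ku_k$ with $c_k>0$ and $u_k\in M$ rational. Then $L(w)=\sum_kc_kL(u_k)$, with $L(u_k)\in\mathrm{HEC}_N$. Since $L(w)$ lies on an extreme ray, each $L(u_k)$ is $0$ or lies in $\vec R_N$, and some $L(u_k)\ne0$. Multiply this $u_k$ by a positive integer that clears denominators, and then by $2$. Scaling weights scales the entropy vector, so we stay in $\vec R_N$. $\square$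

*Proof of Theorem 1.* **Step 1: fine-grain.** Let $\vec S\in\vec R_N$ be realized with even integer weights: the vector of Lemma 7, or any other such vector. Lemma 6 gives a graph-realized $S'$ on $[N'+1]$ with $N'+1=\sum_i\max(S_i,1)\ge N+1$ and a coarse-graining with $\Lambda S'=\vec S$. By Lemma 5, $S'$ is unit-step.

**Step 2: split.** By Lemma 4, $S'=\sum_CS'^{(C)}$, where each $S'^{(C)}$ spans an extreme ray of SAC$_{N'}$ and is graph-realized.

**Step 3: let extremality in HEC$_N$ choose a class.** By (3), each $\Lambda S'^{(C)}$ lies in HEC$_N$. Since
$$\vec S=\Lambda S'=\sum_C\Lambda S'^{(C)}$$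
lies on an extreme ray of HEC$_N$, every $\Lambda S'^{(C)}$ is a nonnegative multiple of $\vec S$, and at least one is a positive multiple. For such a $C$, let $\vec R'$ be the ray spanned by $S'^{(C)}$. It is a graph-realizable extreme ray of SAC$_{N'}$, and $\Lambda_{N'\to N}\vec R'=\vec R_N$. $\blacksquare$

*Proof of Corollary 3.* HEC$_N$ is a pointed polyhedral cone, so by (P2) it is generated by its extreme rays, and these are coarse-grainings of the required kind by Theorem 1. Conversely, all such coarse-grainings lie in HEC$_N$ by (3). $\square$

## 8. Sets of zero entropy, and necessity in Theorem 2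

In Theorem 1 the extremality of $\vec S$ picked out one class. For Theorem 2 we must see what obstructs a single class. The obstruction is a set of entropy zero.

**Lemma 8.** If $S$ is graph-realized and $S_P=0$, then $S_J=S_{J\cap P}+S_{J\setminus P}$ for all $J$.

*Proof.* For pairwise disjoint $A,B,B'$, (2) applied to $AB$ and $BB'$ gives
$$I(A:BB')-I(A:B)=S_{AB}+S_{BB'}-S_B-S_{ABB'}\ge0.$$
So $I$ grows when an argument is enlarged (it is symmetric in its two arguments). Therefore
$$0\le I(J\cap P:J\setminus P)\le I(P:X\setminus P)=S_P+S_{X\setminus P}=2S_P=0,$$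
which is the claim. $\square$

*Proof of Theorem 2, necessity.* Let the graph-realized vector $S'$ span an extreme ray of SAC$_{N'}$, and let $\vec S=\Lambda S'\ne0$.

**Step 1: rationality.** The SAC is pointed and defined by rational inequalities, so by (P2) the ray of $S'$ contains a rational vector. Its image under $\Lambda$, which only selects components, is a rational vector in the ray of $\vec S$.

**Step 2: indecomposability.** Suppose $S_P=0$ with $\varnothing\ne P\subsetneq\mathrm{supp}$, and let $P'=\bigcup_{j\in P}B_j$. Then $S'_{P'}=S'_{X\setminus P'}=0$. By Lemma 8, $S'$ is the sum of $F:J\mapsto S'_{J\cap P'}$ and $G:J\mapsto S'_{J\setminus P'}$. Both satisfy subadditivity, since they are restrictions of $S'$ to subsets of $P'$ and of $X\setminus P'$. Both are pure by the computation (5): it used only the splitting along a set and the vanishing of the entropy of its complement, and these hold for $P'$ and for $X\setminus P'$. So $F,G\in\mathrm{SAC}_{N'}$. For $j\in P$ we have $F_{B_j}=S'_{B_j}=S_j>0$ and $G_{B_j}=0$. For $j\in\mathrm{supp}\setminus P$, which exists, $G_{B_j}=S_j>0$ and $F_{B_j}=0$. So $F$ and $G$ are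 nonzero and not proportional, contradicting extremality of $S'$. $\square$

## 9. Merging two classes at a degree-four vertex

For sufficiency we must reduce the number of classes of a fine-grained vector without changing its coarse-graining. Consider two disjoint Bell pairs on $1,2$ and $3,4$, with blocks $\{1\},\{2,3\},\{4\}$. The coarse-graining is $(S_1,S_{23};S_{123})=(1,2;1)$, but there are two classes. In Section 2 the same vector came from the four-leg star. We pass from one to the other by routing the labels $2$ and $3$, which lie in a common block, through a common bulk vertex. This works in general.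

**Lemma 9.** Let $S'$ be unit-step and graph-realized, let $C\ne D$ be classes of $S'$, and let $b_1\in C$, $b_2\in D$. There is a graph-realized unit-step $S''$ on the same labels with $S''_J=S'_J$ whenever $J$ contains both or neither of $b_1,b_2$, and whose classes are those of $S'$ with $C$ and $D$ replaced by the single class $C\cup D$.

*Proof.* **Step 1: the gadget and its entropies.** In a graph for $S'$, let $x_1,x_2$ be the boundary vertices labelled $b_1,b_2$. Make them bulk. Add a bulk vertex $z$ and new boundary vertices labelled $b_1,b_2$, with unit edges $x_1z,\ x_2z,\ zb_1,\ zb_2$. Let $S''$ be the new entropy function.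

Let $J_0\not\ni b_1,b_2$ and $B\subseteq\{b_1,b_2\}$; we compute $S''_{J_0\cup B}$. Let $A\subseteq\{b_1,b_2\}$ record which $x_i$ are inside the cut, and let $A_z=\varnothing$ if $z$ is outside, $A_z=\{b_1,b_2\}$ if $z$ is inside. For given $A$ and $z$ the least cost is
$$S'_{J_0\cup A}+|A\triangle A_z|+|B\triangle A_z|.$$
Since $|\Delta_{b_i}S'|\le1$, we have $S'_{J_0\cup A_z}\le S'_{J_0\cup A}+|A\triangle A_z|$. So moving $x_1,x_2$ to the side of $z$ does not increase the cost, and
$$S''_{J_0\cup B}=\min\big(S'_{J_0}+|B|,\ S'_{J_0b_1b_2}+2-|B|\big).$$
Since $|S'_{J_0b_1b_2}-S'_{J_0}|\le2$, this says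
$$S''_{J_0}=S'_{J_0},\qquad S''_{J_0b_1b_2}=S'_{J_0b_1b_2},\qquad S''_{J_0b_1}=S''_{J_0b_2}=1+\min(S'_{J_0},S'_{J_0b_1b_2}).\tag{7}$$

**Step 2: $S''$ is unit-step.** It is graph-realized, hence in the SAC. Let $g=S'_{J_0b_1b_2}-S'_{J_0}$, a sum of two steps $\pm1$, so $g\in\{2,0,-2\}$. For $\{i,j\}=\{1,2\}$, (7) gives
$$\Delta_{b_i}S''(J_0)=1+\min(0,g)\in\{1,-1\},\qquad \Delta_{b_i}S''(J_0b_j)=-1+\max(0,g)\in\{1,-1\},$$
and $S''_{b_i}=1+\min(0,S'_{b_1b_2})=1$. Now let $\ell\ne b_1,b_2$. By (7), $S''_\ell=S'_\ell$. If $S'_\ell=0$, then adding $\ell$ changes nothing in (7), so $\Delta_\ell S''\equiv0$. Let $S'_\ell=1$. On sets containing both or neither of $b_1,b_2$, the steps of $\ell$ are those of $S'$. On sets containing exactly one, adding $\ell$ changes each of the two arguments of the minimum in (7) by $\pm1$. These arguments differ by $g$, which is even, so they have equal parity before and equal parity after. Hence the minimum changes by an odd number, and its absolute value is at most $1$. So the step is $\pm1$.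

**Step 3: nothing changes outside $C\cup D$.** By Lemma 4(a), $S'=S'^{(C)}+S'^{(D)}+T$, where $T_J$ depends only on $J\setminus(C\cup D)$. In (7), $T_{J_0}$ is a common summand of both arguments of the minimum, so $S''=U+T$ with $U_J$ depending only on $J\cap(C\cup D)$. Thus $D_{S''}(\ell,\ell';J)=0$ if exactly one of $\ell,\ell'$ lies in $C\cup D$, and $D_{S''}=D_T=D_{S'}$ if neither does. The set $X_1$ is the same for $S''$ as for $S'$. So the classes of $S''$ outside $C\cup D$ are the old ones, and it remains to show that $C\cup D$ is connected under $\sim$ for $S''$. We use $S'_C=S'_D=0$ and, by (5), $S'_{D\setminus b_2}=S'_{b_2}=1$.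

**Step 4: $b_1\sim b_2$.** Let $J=D\setminus b_2$. Then $S''_J=S'_J=1$ and $S''_{Jb_1b_2}=S'_{Db_1}=S'_{b_1}+S'_D=1$. By (7), $S''_{Jb_1}=S''_{Jb_2}=1+\min(1,1)=2$. So $D_{S''}(b_1,b_2;J)=2+2-1-1=2$.

**Step 5: old links in $C$ away from $b_1$ survive.** Let $\ell\sim\ell'$ for $S'$ with $\ell,\ell'\in C\setminus b_1$ and witness $J_0$. Since $D_{S'}(\ell,\ell';J_0)$ depends only on $J_0\cap C$, we may assume $J_0\subseteq C$. Put $J=J_0b_2$ if $b_1\in J_0$, and $J=J_0$ otherwise. Each of the four sets $J,J\ell,J\ell',J\ell\ell'$ contains both or neither of $b_1,b_2$. So $D_{S''}(\ell,\ell';J)=D_{S'}(\ell,\ell';J)=D_{S'}(\ell,\ell';J_0)\ne0$.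

**Step 6: old links at $b_1$ survive.** Let $\ell\sim b_1$ for $S'$, with $\ell\in C$ and witness $J_0\subseteq C\setminus\{\ell,b_1\}$. By (2), $D_{S'}(\ell,b_1;J_0)\ge0$. As a difference of two numbers $\pm1$ that is nonzero, it is $2$. By (4), $\Delta_\ell S'(J_0)=\Delta_{b_1}S'(J_0)=1$ and $\Delta_\ell S'(J_0b_1)=-1$. With $s=S'_{J_0}$,
$$S'_{J_0\ell}=S'_{J_0b_1}=s+1,\qquad S'_{J_0\ell b_1}=s.$$
Put $J=J_0\cup(D\setminus b_2)$, which contains neither $b_1$ nor $b_2$. Splitting along $D$, with $S'_{D\setminus b_2}=1$ and $S'_D=0$, and using (7):
$$\begin{aligned}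
S''_J&=s+1, & S''_{J\ell}&=(s+1)+1=s+2,\\
S''_{Jb_1}&=1+\min(S'_{J_0}+1,\ S'_{J_0b_1}+0)=1+\min(s+1,s+1)=s+2,\\
S''_{J\ell b_1}&=1+\min(S'_{J_0\ell}+1,\ S'_{J_0\ell b_1}+0)=1+\min(s+2,s)=s+1.
\end{aligned}$$
So $D_{S''}(\ell,b_1;J)=(s+2)+(s+2)-(s+1)-(s+1)=2\ne0$.

**Step 7: conclusion.** By Steps 5 and 6, all links of $S'$ inside $C$ are links of $S''$, so $C$ is connected for $S''$. The construction is symmetric in $(C,b_1)$ and $(D,b_2)$, so $D$ is connected too. By Step 4 they are linked. $\square$

*Example.* For the two Bell pairs above with $b_1=2$, $b_2=3$, the new graph has edges $1x_1,\ x_1z,\ z2,\ z3,\ zx_2,\ x_24$, all of weight $1$. Formula (7) gives $S''_1=1$, $S''_2=S''_3=1+\min(0,2)=1$, $S''_{12}=S''_{13}=1+\min(S'_1,S'_{123})=2$, $S''_{23}=S'_{23}=2$, $S''_{123}=S'_{123}=1$. This is the four-leg star.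

## 10. Sufficiency in Theorem 2

*Proof of Theorem 2, sufficiency.* Let the ray $\rho\subset\mathrm{HEC}_N$ contain a rational vector $\vec v$ and be indecomposable.

**Step 1: a fine-grained vector exists.** Take a graph realizing $\vec v$, and $M,L$ as in (6). The polyhedron $\{u\in M:L(u)=\vec v\}$ is defined by rational inequalities and is nonempty. By (P3) it has a rational point. After scaling, $\rho$ contains a vector realized with even integer weights. By Lemmas 6 and 5 there are a graph-realized unit-step $S'$ (for some $N'$) and a coarse-graining $\Lambda$ with $\Lambda S'\in\rho$. Among all such pairs $(S',\Lambda)$, over all $N'$, choose one for which the number $k$ of classes of $S'$ is minimal. Since $S'\ne0$, we have $k\ge1$. We aim at $k=1$.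

**Step 2: no class lies in a single block.** Suppose $C\subseteq B_j$. Every union $J$ of blocks has $J\cap C\in\{\varnothing,C\}$, and $S'_C=0$, so $\Lambda S'^{(C)}=0$. If $C$ were the only class, then $\Lambda S'=0$, which is impossible because $\rho$ does not contain $0$. Otherwise replace $S'$ by $S'-S'^{(C)}$, which is $J\mapsto S'_{J\cap U}$ with $U$ the union of the other classes. It is graph-realized by Lemma 4(c). It is unit-step: its steps are $0$ for $\ell\notin U$, and $\Delta_\ell S'(J\cap U)$ for $\ell\in U$. Its classes are the remaining ones, since for $\ell,\ell'\in U$ the summand $S'^{(C)}$ contributes nothing to $D_{S'}(\ell,\ell';J)$. Its image under $\Lambda$ is unchanged, and it has $k-1$ classes. This contradicts minimality.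

**Step 3: no two classes meet the same block.** Suppose $b_1\in C$ and $b_2\in D$ lie in the same block, for classes $C\ne D$. Apply Lemma 9. Every union of blocks contains both or neither of $b_1,b_2$, so $\Lambda S''=\Lambda S'\in\rho$. But $S''$ is graph-realized and unit-step with $k-1$ classes, contradicting minimality.

**Step 4: with two or more classes, $\rho$ would be decomposable.** Let $\vec S=\Lambda S'$, and for each class $C$ let $P_C=\{j\in[N+1]:B_j\cap C\ne\varnothing\}$. This is nonempty, and by Step 3 the sets $P_C$ are pairwise disjoint. The union of the blocks $B_j$, $j\in P_C$, contains $C$ and meets no other class, so $S'=\sum_CS'^{(C)}$ gives $S_{P_C}=S'_C=0$.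

Next, $P_C\subseteq\mathrm{supp}$. For $j\in P_C$ put $K=B_j\cap C$. The block $B_j$ meets no other class, so $S_j=S'_{B_j}=S'_K$. Here $K\ne\varnothing$, and $K\ne C$ by Step 2. If $S'_K=0$, Lemma 8 would give $S'_J=S'_{J\cap K}+S'_{J\setminus K}$ for all $J$. Then the step of any $\ell\in K$ would depend only on $J\cap K$, so $D_{S'}(\ell,\ell';J)=0$ for all $\ell\in K$, $\ell'\in C\setminus K$ and all $J$, contradicting connectedness of $C$. So $S_j>0$.

If $k\ge2$, pick another class $D$. Then $P_D$ is a nonempty subset of $\mathrm{supp}$ disjoint from $P_C$, so $P_C$ is a nonempty proper subset of $\mathrm{supp}$ with $S_{P_C}=0$. This contradicts indecomposability of $\rho$.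

**Step 5: conclusion.** Hence $k=1$ and $S'=S'^{(C)}$ for the single class $C$. It is graph-realized, it spans an extreme ray of SAC$_{N'}$ by Lemma 4(b), and $\Lambda S'\in\rho$. $\blacksquare$
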